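\title{Local conservation laws of the multi-layer quasi-geostrophic system}

\begin{abstract}
We determine all local conservation laws, of arbitrary order, of the $m$-layer quasi-geostrophic system with $\beta\neq0$. They are exhausted by four known families: the energy, the Casimirs, and two families that depend on an arbitrary function of time. This proves a conjecture of Koval, Bihlo and Popovych. The result follows from a classification of the cosymmetries of the system for an arbitrary real coupling matrix and arbitrary $\beta$, which also shows that the hypothesis $\beta\ne0$ cannot be dropped. The system is not solved for $\psi_t$, so a multiplier may depend on infinitely many free time derivatives of the stream functions. We control this dependence by comparing two symbols of the multiplier in the complex coordinate $z=x+\sqrt{-1}\,y$.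
\end{abstract}

\section{The system and the conjecture}\label{sec:intro}

\subsection{The equations}

Let $m\ge2$ be an integer and $\beta\neq0$ a constant. The multi-layer quasi-geostrophic system for a tuple of stream functions $\psi=(\psi^1,\dots,\psi^m)^{\mathsf T}$ of $(t,x,y)$ is
\begin{equation}\label{eq:system}
q^i_t+\psi^i_xq^i_y-\psi^i_yq^i_x+\beta\psi^i_x=0,\qquad q^i=\Delta\psi^i+(\mathsf F\psi)^i,\qquad i=1,\dots,m,
\end{equation}
where $\Delta=\partial_x^2+\partial_y^2$ and the vertical coupling matrix $\mathsf F$ is tridiagonal: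
\begin{equation}\label{eq:F}
(\mathsf F\psi)^i=a_i(\psi^{i-1}-\psi^i)+b_i(\psi^{i+1}-\psi^i),\qquad a_1=b_m=0,\quad a_2,\dots,a_m,b_1,\dots,b_{m-1}>0 .
\end{equation}
Put $J(a,b)=a_xb_y-a_yb_x$ and $Q^i=q^i+\beta y$. Since $J(\psi^i,y)=\psi^i_x$, the system reads
\[
E^i:=Q^i_t+J(\psi^i,Q^i)=0 .
\]
Thus $Q^i$ is transported by the divergence-free velocity field $(-\psi^i_y,\psi^i_x)$ of its own layer, and the layers interact only through the relation between $q$ and $\psi$.

Let $\bar1=(1,\dots,1)^{\mathsf T}$, let $e_i$ be the standard basis tuples, and let $\mathsf W=\operatorname{diag}(w_1,\dots,w_m)$ with $w_1=1$, $w_{i+1}=w_ib_i/a_{i+1}$. Then $\mathsf F\bar1=0$, and $\mathsf W\mathsf F$ is symmetric because $w_ib_i=w_{i+1}a_{i+1}$. Consequently $\bar1^{\mathsf T}\mathsf W\mathsf F=0$: the coupling drops out of the weighted sum of the layers,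
\begin{equation}\label{eq:Psi}
\sum_iw_iq^i=\Delta\Psi,\qquad \Psi:=\sum_iw_i\psi^i .
\end{equation}

\subsection{Conservation laws and characteristics}

A \emph{differential function} is a real smooth function of $t,x,y$ and finitely many derivatives of $\psi$, the derivatives being regarded as independent coordinates on the infinite jet space. The total derivatives $D_t,D_x,D_y$ differentiate such a function by the chain rule; in $J$ and $\Delta$, and in subscripts of $\psi$, $q$, $Q$, derivatives are total. For a multi-index $\gamma$ we write $D_\gamma$ for the corresponding product of total derivatives and $(-D)_\gamma=(-1)^{|\gamma|}D_\gamma$. Let $\mathcal S$ be the subset of the jet space defined by all equations $D_\gamma E^i=0$.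

A \emph{local conservation law} is given by a triple $P=(P^t,P^x,P^y)$ of differential functions, the current, whose total divergence $\operatorname{Div}P=D_tP^t+D_xP^x+D_yP^y$ vanishes on $\mathcal S$. A current is \emph{trivial} if it is the sum of a current that vanishes on $\mathcal S$ and a \emph{null current}, one whose divergence vanishes identically. Two currents are \emph{equivalent} if their difference is trivial. If
\[
\operatorname{Div}P=\sum_i\lambda^iE^i\quad\text{identically on the jet space},
\]
then the tuple $\lambda=(\lambda^1,\dots,\lambda^m)$ of differential functions is a \emph{characteristic} of $P$. Two characteristics are equivalent if they coincide on $\mathcal S$. We recall in Lemma~\ref{lem:char} that classes of conservation laws and classes of characteristics determine each other.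

\subsection{Four families}\label{sub:four}

It is known that \eqref{eq:system} admits conservation laws with the characteristics
\begin{equation}\label{eq:families}
f(t)\,\mathsf W\bar1,\qquad g(t)\,y\,\mathsf W\bar1,\qquad \mathsf W\psi\ \ \text{(energy)},\qquad \sum_iC^i(Q^i)\,e_i\ \ \text{(Casimirs)},
\end{equation}
where $f,g,C^1,\dots,C^m$ are arbitrary smooth functions of one argument. The following conjecture was posed in \cite{KBP}.

\medskip
\noindent\textbf{Conjecture.} \emph{Every local conservation law of \eqref{eq:system}, of arbitrary order, is equivalent to a linear combination of conservation laws from the families \eqref{eq:families}; equivalently, its characteristic is equivalent to a sum of characteristics \eqref{eq:families}.}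
\medskip

It is instructive to see where each family comes from. Write $a\simeq b$ if $a-b$ is a spatial divergence $D_xu+D_yv$. Then $J(a,b)=D_y(a_xb)-D_x(a_yb)\simeq0$.

\emph{Casimirs} express transport. If $(\Gamma^i)'=C^i$, then $C^i(Q^i)E^i=D_t\Gamma^i(Q^i)+J(\psi^i,\Gamma^i(Q^i))$.

\emph{Energy} expresses the symmetry of the operator $\psi\mapsto q$. For later use, let $\mathsf F$ be any real matrix and $\mu\in\mathbb R^m$ any vector with $\operatorname{diag}(\mu)\mathsf F$ symmetric. From $\psi\Delta\psi_t\simeq-\frac12D_t|\nabla\psi|^2$ and $\psi J(\psi,Q)=J(\frac12\psi^2,Q)\simeq0$ we get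
\[
\sum_i\mu_i\psi^iE^i\simeq\tfrac12D_t\sum_i\mu_i\bigl(\psi^i(\mathsf F\psi)^i-|\nabla\psi^i|^2\bigr),
\]
where the symmetry is what makes $\sum_i\mu_i\psi^i(\mathsf F\psi_t)^i$ a time derivative.

\emph{The families with $f$ and $g$} come from \eqref{eq:Psi}. We have $\sum_iw_iE^i=\Delta\Psi_t+\sum_iw_iJ(\psi^i,Q^i)\simeq0$. This is a purely spatial divergence, so it may be multiplied by any $f(t)$. Next, $y\Delta\Psi_t=D_x(y\Psi_{tx})+D_y(y\Psi_{ty}-\Psi_t)\simeq0$ and $yJ(\psi,Q)=J(\psi,yQ)-Q\psi_x$, so
\[
y\sum_iw_iE^i\simeq-\sum_iw_i\psi^i_x\Delta\psi^i-\psi_x^{\mathsf T}\mathsf W\mathsf F\psi-\beta y\Psi_x\simeq0 ,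
\]
because $\psi_x\Delta\psi=\frac12D_x(\psi_x^2-\psi_y^2)+D_y(\psi_x\psi_y)$, $\psi_x^{\mathsf T}\mathsf W\mathsf F\psi=\frac12D_x(\psi^{\mathsf T}\mathsf W\mathsf F\psi)$ and $y\Psi_x=D_x(y\Psi)$. With $x$ in place of $y$ one has $xJ(\psi,Q)=J(\psi,xQ)+Q\psi_y$; the quadratic terms are again divergences, but the last term becomes $\beta y\Psi_y\simeq-\beta\Psi$. So $x\sum_iw_iE^i\simeq-\beta\Psi$, and the multiplier $x\,\mathsf W\bar1$ is destroyed precisely by $\beta$.

Why should one expect nothing else? A natural source of higher-order laws would be a differential invariant of the function $Q^i$ under area-preserving maps of the plane, since it would be transported together with $Q^i$. There is none. Near a point where $dQ^i\neq0$, solve $J(Q^i,S)=1$; then $(Q^i,S)$ are area-preserving coordinates in which $Q^i$ is a coordinate function, so the value of $Q^i$ is the only invariant of its jet. This suggests the conjecture but does not prove it, because \eqref{eq:system} determines only $(\Delta+\mathsf F)\psi_t$ and not $\psi_t$. Infinitely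 many time derivatives of $\psi$ remain free on $\mathcal S$, and a characteristic could depend on them. Most of this paper is about excluding that possibility.

\section{Cosymmetries and the main results}\label{sec:results}

From here until Section~\ref{sec:tri}, $m\ge1$, $\mathsf F=(F_{ij})$ is an \emph{arbitrary} real constant matrix and $\beta\in\mathbb R$ is arbitrary, unless the contrary is stated.

For a tuple $\Phi$ of differential functions the linearization is the operator $(\ell_\Phi\eta)^i=\sum_{j,\gamma}\Phi^i_{\psi^j_\gamma}D_\gamma\eta^j$, and $\ell_\Phi^\dagger$ is its formal adjoint, obtained by integration by parts. The Euler operator $\delta L/\delta\psi^j=\sum_\gamma(-D)_\gamma L_{\psi^j_\gamma}$, that is $\delta L=\ell_L^\dagger(1)$, annihilates total divergences and satisfies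
\begin{equation}\label{eq:product}
\delta\Bigl(\sum_i\lambda^i\Phi^i\Bigr)=\ell_\Phi^\dagger\lambda+\ell_\lambda^\dagger\Phi .
\end{equation}
Let
\[
A_i=D_t+J(\psi^i,\cdot)
\]
be the material derivative of layer $i$. Then $(\ell_E\eta)^i=A_i(\Delta\eta^i+(\mathsf F\eta)^i)+J(\eta^i,Q^i)$. Since $A_i(ab)$ and $J(ab,Q^i)$ are total divergences, $A_i^\dagger=-A_i$ and $J(\cdot,Q^i)^\dagger=-J(\cdot,Q^i)$. Hence $(\ell_E^\dagger\lambda)^i=-G^i$, where
\begin{equation}\label{eq:G}
G^i:=\Delta\nu^i+\sum_jF_{ji}\nu^j+J(\lambda^i,Q^i),\qquad \nu^i:=A_i\lambda^i .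
\end{equation}
A \emph{cosymmetry} is a tuple $\lambda$ of differential functions with $G^i=0$ on $\mathcal S$ for all $i$. The total derivatives are tangent to $\mathcal S$, so this condition involves only $\lambda|_{\mathcal S}$.

\begin{lemma}\label{lem:char}
Near every point of $\mathcal S$:
\begin{itemize}
\item[(a)] every conservation law is equivalent to one that has a characteristic;
\item[(b)] every characteristic is a cosymmetry;
\item[(c)] two currents with characteristics $\lambda,\tilde\lambda$ are equivalent if and only if $\lambda=\tilde\lambda$ on $\mathcal S$.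
\end{itemize}
\end{lemma}

This is the standard statement for normal systems, cf.\ \cite[Theorem 4.26]{Olver}; a proof for the present system is given in Appendix~\ref{app:char}. The lemma replaces the search for currents by the linear equation $G=0$ on $\mathcal S$.

All statements are local in the following sense. With $z=x+\sqrt{-1}\,y$, the functions $t,x,y$ and the real and imaginary parts of $\partial_z^a\partial_{\bar z}^bq^i$ and $\partial_t^k\partial_z^n\psi^i$ are global coordinates on $\mathcal S$ (Lemma~\ref{lem:coords}). A \emph{box} is a product of open intervals, possibly equal to $\mathbb R$, in these coordinates; the whole part of $\mathcal S$ over a box in $(t,x,y)$ is an example. Functions on $\mathcal S$ are considered on a box, and conservation laws near a point of $\mathcal S$.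

\begin{theorem}\label{thm:main}
Let $m\ge2$, $\beta\ne0$, and let $\mathsf F$ be given by \eqref{eq:F}. Every cosymmetry of \eqref{eq:system} coincides on $\mathcal S$ with
\begin{equation}\label{eq:main}
\lambda=c\,\mathsf W\psi+g(t)y\,\mathsf W\bar1+f(t)\mathsf W\bar1+\sum_iC^i(Q^i)e_i,\qquad c=\mathrm{const}.
\end{equation}
Consequently every local conservation law of \eqref{eq:system}, of any order, is equivalent to a linear combination of those of the four families \eqref{eq:families}. The conjecture holds.
\end{theorem}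

The special form of $\mathsf F$ enters only at the very end. The analysis is carried out in the following generality.

\begin{theorem}\label{thm:general}
Let $m\ge1$, let $\mathsf F$ be any real constant matrix and let $\beta\in\mathbb R$. Put
\[
\mathcal V=\{v\in\mathbb R^m:\operatorname{diag}(v)\mathsf F\text{ is symmetric}\},\qquad s=\mathsf F\bar1 .
\]
On a box, $\lambda$ is a cosymmetry if and only if on $\mathcal S$
\begin{equation}\label{eq:form}
\lambda^i=C^i(Q^i)+\mu_i\psi^i+\alpha_i(t)(x^2+y^2)+\gamma_i(t)x+g_i(t)y+f_i(t),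
\end{equation}
where $\mu\in\mathcal V$ is constant, $\alpha(t),\gamma(t),g(t)\in\mathcal V$ for all $t$, and for all $i$
\begin{equation}\label{eq:cond}
s_i\alpha_i'=0,\qquad s_ig_i'=0,\qquad s_i\gamma_i'+2\beta\alpha_i=0,\qquad 4\alpha_i'+(\mathsf F^{\mathsf T}f')_i+\beta\gamma_i=0 .
\end{equation}
Every such $\lambda$ is the characteristic of a conservation law. The data in \eqref{eq:form} are unique up to $C^i\to C^i+k_i$, $f_i\to f_i-k_i$ with constants $k_i$.
\end{theorem}

\begin{corollary}\label{cor:beta0}
Let $\beta=0$ and let $\mathsf F$ be given by \eqref{eq:F}. The characteristics are, on $\mathcal S$, exactly the sums of a tuple \eqref{eq:main}, a tuple $\gamma(t)\,x\,\mathsf W\bar1$ with $\gamma$ arbitrary, and a constant multiple of $(x^2+y^2)\mathsf W\bar1$. So the hypothesis $\beta\ne0$ in Theorem~\ref{thm:main} cannot be dropped.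
\end{corollary}

\begin{example}[one layer]\label{ex:one}
Let $m=1$, so that $\mathcal V=\mathbb R$ and $s=\mathsf F$. If $\mathsf F=0$, conditions \eqref{eq:cond} read $\beta\alpha=0$, $4\alpha'+\beta\gamma=0$. For $\beta\neq0$ this gives $\lambda=C(Q)+\mu\psi+g(t)y+f(t)$; for $\beta=0$ the terms $\gamma(t)x$ and $\alpha(x^2+y^2)$ with constant $\alpha$ are added. If $\mathsf F=-\kappa\ne0$, then $\alpha'=g'=0$, $\gamma'=2\beta\alpha/\kappa$, $f'=\beta\gamma/\kappa$, and integration gives
\[
\lambda=C(Q)+\mu\psi+\alpha\bigl((x+\beta t/\kappa)^2+y^2\bigr)+\gamma_0\,(x+\beta t/\kappa)+g\,y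
\]
with constants $\mu,\alpha,\gamma_0,g$. No arbitrary function of time survives, and the multipliers $x$ and $x^2+y^2$ reappear in a drifting frame although $\beta\ne0$.
\end{example}

The proof of Theorem~\ref{thm:general} has two parts. The main one (Sections~\ref{sec:symbols}--\ref{sec:reduction}, preceded by a worked case in Section~\ref{sec:example}) shows that a cosymmetry depends only on $t,x,y,\psi,q$. After that the equation $G=0$ is solved directly (Section~\ref{sec:solve}).

\section{Complex coordinates on the equation manifold}\label{sec:coords}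

The leading term of $E^i$ is $\Delta\psi^i_t$. In the complex coordinate $z$ this is a single monomial derivative, which makes the free coordinates on $\mathcal S$ easy to list. Let $\partial=\partial_z$, $\bar\partial=\partial_{\bar z}$ and $\varepsilon=2\sqrt{-1}$. Then
\[
\Delta=4\partial\bar\partial,\qquad J(a,b)=\varepsilon(a_{\bar z}b_z-a_zb_{\bar z}).
\]
For $a,b,k,n\ge0$ put
\[
q^i_{ab}=\partial^a\bar\partial^bq^i,\qquad p^i_{k,n}=\partial_t^k\partial^n\psi^i,\qquad \bar p^{\,i}_{k,n}=\partial_t^k\bar\partial^n\psi^i,\qquad p_{k,0}=\bar p_{k,0}.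
\]
We call $p_{k,n}$ and $\bar p_{k,n}$ \emph{$p$-type}, and assign the \emph{order} $a+b+2$ to $q_{ab}$, the order $k+n$ to $p_{k,n},\bar p_{k,n}$, and the order $0$ to $t,x,y$.

\begin{lemma}\label{lem:coords}
For every $\rho\ge0$, the functions $t,x,y,q_{ab},p_{k,n},\bar p_{k,n}$ of order at most $\rho$, together with the functions $D_t^k\partial^a\bar\partial^bE^i$, $k+a+b+3\le\rho$, form a coordinate system on the space of $\rho$-jets, related to the standard one by a polynomial map with polynomial inverse. In particular $t,x,y,q_{ab},p_{k,n},\bar p_{k,n}$ are global coordinates on $\mathcal S$, and every derivative of $\psi$ of order $\rho$ is, on $\mathcal S$, a polynomial in coordinates of order at most $\rho$.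
\end{lemma}

\begin{proof}
The derivatives $\psi_{t^kz^a\bar z^b}$ with $a=0$ or $b=0$ are the $p$-type functions. For the mixed ones we have $q^i_{ab}=4\psi^i_{z^{a+1}\bar z^{b+1}}+(\mathsf F\psi_{z^a\bar z^b})^i$ and
\[
D_t^k\partial^a\bar\partial^bE^i=4\psi^i_{t^{k+1}z^{a+1}\bar z^{b+1}}+(\mathsf F\psi_{t^{k+1}z^a\bar z^b})^i+D_t^k\partial^a\bar\partial^bJ(\psi^i,Q^i),
\]
where the last term has order at most $k+a+b+3$ and contains at most $k$ time derivatives. Arrange the derivatives of order at most $\rho$ by the number of time derivatives and then by the number of space derivatives. Each new function equals four times one mixed derivative plus a polynomial in earlier derivatives, so the change of coordinates is triangular.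
\end{proof}

The coordinates come in conjugate pairs, $\overline{q_{ab}}=q_{ba}$, $\overline{p_{k,n}}=\bar p_{k,n}$. Partial derivatives $g_c=\partial_cg$ with respect to them are Wirtinger derivatives: for a pair $c,\bar c=u\pm\sqrt{-1}\,v$, $\partial_c=\frac12(\partial_u-\sqrt{-1}\,\partial_v)$. Auxiliary functions may be complex-valued. We say that $g$ \emph{depends on} $c$ if $g_c\not\equiv0$. A real function satisfies $\overline{g_c}=g_{\bar c}$, so it depends on $c$ if and only if it depends on $\bar c$. To ``take the coefficient of $c$'' in an identity means to apply $\partial_c$. An identity between continuous functions that holds on a dense open subset of a box holds on the box; we use this to divide by functions such as $\psi^i_z$, $\psi^i_{\bar z\bar z}$, $Q^i_{\bar z}$.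

Let $D,\bar D,D_t$ be the total derivatives on $\mathcal S$ in $z,\bar z,t$. They commute, and $A_i=D_t+\varepsilon(\psi^i_{\bar z}D-\psi^i_z\bar D)$. Most coordinates are simply shifted:
\begin{equation}\label{eq:shift}
\begin{gathered}
Dq_{ab}=q_{a+1,b},\qquad \bar Dq_{ab}=q_{a,b+1},\qquad Dp_{k,n}=p_{k,n+1},\qquad \bar D\bar p_{k,n}=\bar p_{k,n+1},\\
D_tp_{k,n}=p_{k+1,n},\qquad D_t\bar p_{k,n}=\bar p_{k+1,n}.
\end{gathered}
\end{equation}
The equation enters through the remaining derivatives: for $n\ge1$,
\begin{equation}\label{eq:mixed}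
\begin{gathered}
\bar Dp_{k,n}=\tfrac14\bigl(D^{n-1}D_t^kq-\mathsf Fp_{k,n-1}\bigr),\qquad D\bar p_{k,n}=\tfrac14\bigl(\bar D^{n-1}D_t^kq-\mathsf F\bar p_{k,n-1}\bigr),\\
D_tq^i_{ab}=-D^a\bar D^bJ(\psi^i,Q^i).
\end{gathered}
\end{equation}
Applying $D$ and $\bar D$ to $A_iQ^i=0$ gives, in layer $i$,
\begin{equation}\label{eq:AQ}
A_iQ_z=-J(\psi_z,Q)=-\varepsilon(\psi_{z\bar z}Q_z-\psi_{zz}Q_{\bar z}),\qquad A_iQ_{\bar z}=-J(\psi_{\bar z},Q)=-\varepsilon(\psi_{\bar z\bar z}Q_z-\psi_{z\bar z}Q_{\bar z}).
\end{equation}
For a derivation $X$ we have $Xg=\sum_cg_c\,Xc$. Differentiating in a coordinate $c'$ and using $\partial_{c'}g_c=\partial_cg_{c'}$, we obtain the formula on which all symbol computations rest: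
\begin{equation}\label{eq:comm}
\partial_{c'}(Xg)=X(g_{c'})+\sum_cg_c\,\partial_{c'}(Xc).
\end{equation}

We use three gradings of the coordinates; the order is already defined.
\begin{center}
\begin{tabular}{c|cccc}
 & $p_{k,n}$ & $\bar p_{k,n}$ & $q_{ab}$ & $t,x,y$\\ \hline
order & $k+n$ & $k+n$ & $a+b+2$ & $0$\\
level & $k$ & $k$ & $0$ & $0$\\
weight & $k+n$ & $k$ & $a$ & $0$
\end{tabular}
\end{center}
The level counts free time derivatives; the weight counts derivatives in $t$ and $z$ and ignores those in $\bar z$. The order, level and weight of a function are the maxima over the coordinates on which it depends. The \emph{$q$-order} of $g$ is the largest $a+b$ such that $g$ depends on some $q^j_{ab}$ ($-\infty$ if there is none), and the \emph{$p$-order} is the largest order of a $p$-type coordinate on which $g$ depends. A function of order at most $\rho$ has $q$-order at most $\rho-2$ and $p$-order at most $\rho$. By Lemma~\ref{lem:coords}, each of $D,\bar D,D_t$ raises the order by at most $1$.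

\begin{lemma}\label{lem:grading}
\begin{itemize}
\item[(a)] $D$ and $\bar D$ do not raise the level, $D_t$ raises it by at most $1$, $D_tq_{ab}$ has level $0$, and $D_t^kq$ has level at most $k-1$ for $k\ge1$.
\item[(b)] $\bar D$ does not raise the weight; $D$ and $D_t$ raise it by at most $1$; $\operatorname{wt}(D_tq_{ab})\le a+1$; and for $n\ge1$, $\operatorname{wt}(\bar Dp_{k,n})\le k+n-1$ and $\operatorname{wt}(D\bar p_{k,n})\le k$.
\end{itemize}
\end{lemma}

\begin{proof}
It is enough to examine the derivatives of coordinates, and only those in \eqref{eq:mixed} need an argument.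

(a) By \eqref{eq:mixed} with $k=0$, $D$ and $\bar D$ preserve functions of level $0$. Hence $D_tq_{ab}$ has level $0$, $D_t$ raises the level by at most $1$, and $D_t^kq=D_t^{k-1}(D_tq)$ has level at most $k-1$. If $D,\bar D$ preserve functions of level at most $k-1$, then $D^{n-1}D_t^kq$ and $\bar D^{n-1}D_t^kq$ have level at most $k-1$, so $\bar Dp_{k,n}$ and $D\bar p_{k,n}$ have level at most $k$. Induction on $k$ finishes the proof.

(b) Consider the claim $(C_k)$: $\operatorname{wt}(D^a\bar D^bD_t^kq)\le a+k$ for all $a,b$. By \eqref{eq:mixed}, $(C_k)$ gives the bounds for $\bar Dp_{k,n}$ and $D\bar p_{k,n}$; so $(C_0),\dots,(C_k)$ give the assertions about $D,\bar D$ on functions of level at most $k$. The claim $(C_0)$ holds by definition. The function $J(\psi,Q)=\varepsilon(\bar p_{0,1}Q_z-p_{0,1}Q_{\bar z})$ has weight $1$ and level $0$, so $\operatorname{wt}(D_tq_{ab})\le a+1$, which proves the assertion about $D_t$. Let $k\ge1$ and assume $(C_0),\dots,(C_{k-1})$. Then $D_t^kq=D_t(D_t^{k-1}q)$ has weight at most $k$ and level at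 most $k-1$. Applying $\bar D^b$ and $D^a$, which preserve this level, gives $(C_k)$.
\end{proof}

\section{A first-order multiplier in one layer}\label{sec:example}

The whole mechanism is visible when $m=1$ and
\[
\lambda=\lambda(t,x,y,\psi,\psi_t,\psi_z,\psi_{\bar z},q,q_z,q_{\bar z}).
\]
We show by hand that such a cosymmetry depends only on $t,x,y,\psi,q$. Here $\mathsf F$ is a number, $4\psi_{z\bar z}=q-\mathsf F\psi$, and $G=4D\bar D\nu+\mathsf F\nu+J(\lambda,Q)$ with $\nu=A\lambda=\sum_c\lambda_c\,Ac$. We have $A\psi=\psi_t$, $Aq=-\beta\psi_x$, the derivatives $Aq_z=AQ_z$ and $Aq_{\bar z}=AQ_{\bar z}$ are given by \eqref{eq:AQ}, and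
\[
\begin{gathered}
A\psi_t=\psi_{tt}+\varepsilon(\psi_{\bar z}\psi_{tz}-\psi_z\psi_{t\bar z}),\qquad
A\psi_z=\psi_{tz}+\varepsilon(\psi_{\bar z}\psi_{zz}-\psi_z\psi_{z\bar z}),\\
A\psi_{\bar z}=\psi_{t\bar z}+\varepsilon(\psi_{\bar z}\psi_{z\bar z}-\psi_z\psi_{\bar z\bar z}).
\end{gathered}
\]

\emph{Highest derivatives of $\psi$.} The coordinates $\psi_{tt},\psi_{tz},\psi_{zz}$ enter $\nu$ linearly, with coefficients
\[
T_0=\lambda_{\psi_t},\qquad T_1=\lambda_{\psi_z}+\varepsilon\psi_{\bar z}\lambda_{\psi_t},\qquad T_2=\varepsilon(\psi_{\bar z}\lambda_{\psi_z}+Q_{\bar z}h),\qquad h:=\lambda_{q_z}.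
\]
For an evolution equation one would now read off the coefficients of the fourth-order derivatives in $\Delta\nu$. Here this yields nothing: by \eqref{eq:mixed}, $D\bar D\psi_{tt}$, $D\bar D\psi_{tz}$, $D\bar D\psi_{zz}$ and all other mixed derivatives of order at most four collapse to $q$-jets and derivatives of $\psi$ of order at most two. The information sits one order lower. The coordinates $\psi_{ttz},\psi_{tzz},\psi_{zzz}$ arise in $G$ only when $D$ falls on $\psi_{tt},\psi_{tz},\psi_{zz}$ and $\bar D$ falls on the coefficient, so $\bar DT_0=\bar DT_1=\bar DT_2=0$.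

\emph{The kernel of $\bar D$.} Let $T$ be a function of the arguments of $\lambda$ with
\[
0=\bar DT=T_{\bar z}+T_\psi\psi_{\bar z}+T_{\psi_t}\psi_{t\bar z}+\tfrac14T_{\psi_z}(q-\mathsf F\psi)+T_{\psi_{\bar z}}\psi_{\bar z\bar z}+T_qq_{\bar z}+T_{q_z}q_{z\bar z}+T_{q_{\bar z}}q_{\bar z\bar z}.
\]
The coefficients of $\psi_{t\bar z},\psi_{\bar z\bar z},q_{z\bar z},q_{\bar z\bar z}$, and then of $q_{\bar z}$, $q$, $\psi_{\bar z}$, vanish in turn. So $T_0,T_1,T_2$ depend only on $(t,x,y)$. Eliminating $\lambda_{\psi_t}$ and $\lambda_{\psi_z}$, we find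
\begin{equation}\label{eq:ex1}
T_2-\varepsilon\psi_{\bar z}T_1+\varepsilon^2\psi_{\bar z}^2T_0=\varepsilon Q_{\bar z}h .
\end{equation}
If $\lambda$ does not depend on $q_z$, the polynomial on the left vanishes, so $T_0=T_1=0$, and we are done. In general a second piece of information about $h$ is needed.

\emph{Highest derivatives of $q$.} The function $\nu$ has $q$-order at most $1$, because the second derivatives of $q$ cancel in $Aq_z$ and $Aq_{\bar z}$. The coordinates $q_{zz\bar z},q_{z\bar z\bar z}$ enter $G$ with coefficients $4\nu_{q_z}$, $4\nu_{q_{\bar z}}$, and by \eqref{eq:comm} and \eqref{eq:AQ} the equation $\nu_{q_z}=0$ is the transport equation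
\[
Ah=\varepsilon\psi_{z\bar z}h+\varepsilon\psi_{\bar z\bar z}\bar h,\qquad \bar h=\lambda_{q_{\bar z}} .
\]
Now the free time derivatives work in our favor. The coefficient of $\psi_{tt}$ gives $h_{\psi_t}=0$, hence also $\bar h_{\psi_t}=0$; then the coefficients of $\psi_t,\psi_{tz},\psi_{t\bar z}$ give $h_\psi=h_{\psi_z}=h_{\psi_{\bar z}}=0$.

\emph{Comparison.} The right side of \eqref{eq:ex1} does not depend on $\psi_{\bar z}$, so $T_0=T_1=0$, that is $\lambda_{\psi_t}=\lambda_{\psi_z}=0$, and $h=\kappa(t,x,y)/Q_{\bar z}$. Finally $\lambda_{q_zq_{\bar z}}=-\kappa/Q_{\bar z}^2$ is real while $Q_{\bar z}$ ranges over an open subset of $\mathbb C$, which forces $\kappa=0$. Since $\lambda$ is real, it does not depend on $\psi_{\bar z}$ and $q_{\bar z}$ either.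

\medskip
The general proof follows these four steps. It needs a bookkeeping device for each kind of highest derivative (Section~\ref{sec:symbols}) and a description of the kernel of $\bar D$ on functions of any order (Section~\ref{sec:kernel}); the last line of the comparison will be replaced by a second use of the transport equation.

\section{Two symbols}\label{sec:symbols}

The principal part of $\ell_E$ in layer $i$ is $A_i\Delta$, with symbol $4\xi\bar\xi\,(\tau+\varepsilon\psi^i_{\bar z}\xi-\varepsilon\psi^i_z\bar\xi)$, where $\tau,\xi,\bar\xi$ are independent variables dual to $D_t,D,\bar D$. Its zero set is a union of three planes, and these match the three kinds of coordinates on $\mathcal S$: the $p_{k,n}$ are indexed by the monomials $\tau^k\xi^n$ on the plane $\bar\xi=0$, the $\bar p_{k,n}$ by the monomials on $\xi=0$, and the $q_{ab}$ by the monomials $\xi^a\bar\xi^b$ on the transport plane. This picture is not used in the proofs, but it explains why we introduce one symbol for the $p$'s and one for the $q$'s; the $\bar p$'s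 are taken care of by complex conjugation.

\subsection{The $p$-symbol}

For $w\ge1$ and $\operatorname{wt}(g)\le w$ put
\[
\sigma^j_w(g)=\sum_{k+n=w}g_{p^j_{k,n}}\,\tau^k\xi^n .
\]
The weight, rather than the order, is the right filtration here, because $\bar D$ preserves it and acts on the symbol by differentiating the coefficients.

\begin{lemma}\label{lem:psymbol}
If $w\ge1$ and $\operatorname{wt}(g)\le w$, then
\begin{gather}
\sigma^j_{w+1}(Dg)=\xi\,\sigma^j_w(g),\qquad \sigma^j_w(\bar Dg)=\bar D\bigl(\sigma^j_w(g)\bigr)\ \text{ coefficientwise},\label{eq:sigmaD}\\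
\sigma^j_{w+1}(A_ig)=(\tau+\varepsilon\psi^i_{\bar z}\xi)\,\sigma^j_w(g)+\varepsilon\,\xi^{w+1}\sum_bg_{q^j_{wb}}\,\bar D^{\,b+1}Q^j .\label{eq:sigmaA}
\end{gather}
\end{lemma}

\begin{proof}
We apply \eqref{eq:comm}, where $c$ runs over coordinates of weight at most $w$, and use Lemma~\ref{lem:grading}(b).

\emph{$X=D$, $c'=p^j_{k,n}$, $k+n=w+1$.} Here $g_{c'}=0$. The function $Dq_{ab}$ is a $q$-coordinate, $D\bar p_{k',n'}$ with $n'\ge1$ has weight at most $k'\le w$, and $Dp_{k',n'}=p_{k',n'+1}$. So only $c=p^j_{k,n-1}$ contributes.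

\emph{$X=\bar D$, $c'=p^j_{k,n}$, $k+n=w$.} For $n'\ge1$, $\bar Dp_{k',n'}$ has weight at most $w-1$. The functions $\bar D\bar p_{k',n'}=\bar p_{k',n'+1}$ $(n'\ge0)$ and $\bar Dq_{ab}$ are coordinates different from $c'$. Only the term $\bar D(g_{c'})$ remains.

\emph{$X=D_t$, $c'=p^j_{k,n}$, $k+n=w+1$.} The shift $p_{k-1,n}\mapsto p_{k,n}$ contributes $\tau\sigma^j_w(g)$, and $D_t\bar p_{k',n'}=\bar p_{k'+1,n'}$ with $n'\ge1$ contributes nothing. The function $D_tq^l_{ab}$ has weight at most $a+1$, so it matters only for $a=w$. Since $\sigma^j_1(J(\psi^l,Q^l))=-\varepsilon\delta_{jl}Q^l_{\bar z}\xi$, formulas \eqref{eq:mixed} and \eqref{eq:sigmaD} give $\sigma^j_{w+1}(D_tq^l_{wb})=\varepsilon\delta_{jl}\xi^{w+1}\bar D^{b+1}Q^l$. This is the last term in \eqref{eq:sigmaA}.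

\emph{The term $\varepsilon(\psi^i_{\bar z}Dg-\psi^i_z\bar Dg)$.} The functions $\psi^i_z$ and $\bar Dg$ have weight at most $w$ (here $w\ge1$ is used), and $\psi^i_{\bar z}$ has weight $0$. The contribution is $\varepsilon\psi^i_{\bar z}\xi\,\sigma^j_w(g)$.
\end{proof}

\subsection{The $q$-symbol}

For $N\ge0$ let $\mathcal F_N$ be the class of functions of $q$-order at most $N$ and $p$-order at most $N+1$. For $g\in\mathcal F_N$ put
\[
\chi^j_N(g)=\sum_{a+b=N}g_{q^j_{ab}}\,\xi^a\bar\xi^b .
\]
The bound on the $p$-order prevents the derivatives in \eqref{eq:mixed} from producing $q$-jets of top order. By the Leibniz rule, \eqref{eq:mixed} gives in layer $j$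
\begin{equation}\label{eq:leibniz}
D_tq_{ab}=-J(\psi,D^a\bar D^bQ)-aJ(\psi_z,D^{a-1}\bar D^bQ)-bJ(\psi_{\bar z},D^a\bar D^{b-1}Q)+\varrho_{ab}.
\end{equation}
The remainder $\varrho_{ab}$ collects the terms in which at least two of the $a+b$ derivatives fall on $\psi$. It involves derivatives of $Q$ of order at most $a+b-1$ and derivatives of $\psi$ of order at most $a+b+1$, so it has $q$-order at most $a+b-1$ and $p$-order at most $a+b+1$. The second and third terms lie in $\mathcal F_{a+b}$, and the first is $-J(\psi,q_{ab})$ up to the term $-\beta\psi_x$, present only for $a=b=0$.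

\begin{lemma}\label{lem:qsymbol}
The operators $D,\bar D,D_t,A_i$ map $\mathcal F_N$ to $\mathcal F_{N+1}$, and for $g\in\mathcal F_N$
\[
\begin{gathered}
\chi^j_{N+1}(Dg)=\xi\,\chi^j_N(g),\qquad \chi^j_{N+1}(\bar Dg)=\bar\xi\,\chi^j_N(g),\qquad
\chi^j_{N+1}(D_tg)=-\varepsilon(\psi^j_{\bar z}\xi-\psi^j_z\bar\xi)\,\chi^j_N(g),\\
\chi^j_{N+1}(A_ig)=\varepsilon\bigl((\psi^i-\psi^j)_{\bar z}\,\xi-(\psi^i-\psi^j)_z\,\bar\xi\bigr)\chi^j_N(g).
\end{gathered}
\]
\end{lemma}

\begin{proof}
Let $X$ be $D$, $\bar D$ or $D_t$. For a $p$-type coordinate $c$ of order at most $N+1$, $Xc$ has order at most $N+2$, hence $q$-order at most $N$ and $p$-order at most $N+2$. For $c=q^j_{ab}$, $a+b\le N$, use \eqref{eq:shift} and \eqref{eq:leibniz}: $D_tq^j_{ab}=-\varepsilon(\psi^j_{\bar z}q^j_{a+1,b}-\psi^j_zq^j_{a,b+1})$ modulo $\mathcal F_{a+b}$. Now apply \eqref{eq:comm} with $c'=q^j_{ab}$, $a+b=N+1$. The formula for $A_i$ is a linear combination of the other three.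
\end{proof}

\section{The kernel of $\bar D$}\label{sec:kernel}

For the Laplace equation $\psi_{z\bar z}=0$ the kernel of $\bar D$ contains $\psi_z,\psi_{zz},\dots$. For our system $\bar D\psi_z$ is essentially the free coordinate $q$, and nothing of this kind survives.

\begin{lemma}\label{lem:kernel}
If a smooth complex-valued function $f$ of finitely many coordinates satisfies $\bar Df=0$ on a box, then $f=f(t,x,y)$ and $f_{\bar z}=0$.
\end{lemma}

One would like to argue as in Section~\ref{sec:example}: take the highest $\bar p_{k,n}$ on which $f$ depends and read off the coefficient of $\bar p_{k,n+1}$. In the coordinates of Section~\ref{sec:coords} this fails, since $\bar Dp_{k,n}$ contains $D_t^kq$, and for instance $D_t^2q$ contains $\psi_{\bar z\bar z}$. The remedy is to parametrize the jet of $Q$ by its derivatives in $t$ and $z$ and to solve the transport equation for $Q_{\bar z}$. Then $\bar Dp_{k,n}$ becomes linear.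

\begin{proof}
It suffices to show that $df$ lies in the span of $dt,dx,dy$ on the dense open set where all $\psi^i_z\neq0$. Then all other partial derivatives of $f$ vanish on the box, which is convex, so $f=f(t,x,y)$ and $\bar Df=f_{\bar z}$.

\emph{A new coframe.} Put $Q^i_{k,n}=D_t^kD^nQ^i$ and call $k+n$ its \emph{degree}. Consider the functions
\begin{equation}\label{eq:coframe}
t,\ x,\ y,\qquad \bar p_{k,n}\ (n\ge0),\qquad p_{k,n}\ (n\ge1),\qquad Q_{k,n}.
\end{equation}
By Lemma~\ref{lem:qsymbol}, $Q^i_{k,n}\in\mathcal F_{k+n}$ and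
\[
\chi^j_{k+n}(Q^i_{k,n})=\delta_{ij}(-\varepsilon)^k(\psi^i_{\bar z}\xi-\psi^i_z\bar\xi)^k\xi^n .
\]
For fixed $k+n=d$ these $d+1$ polynomials form a basis of the binary forms of degree $d$, because the linear forms $\xi$ and $\psi^i_{\bar z}\xi-\psi^i_z\bar\xi$ are independent when $\psi^i_z\ne0$. So, modulo $dt,dx,dy,dp,d\bar p$, the $dQ_{k,n}$ and the $dq_{ab}$ are related by an invertible block-triangular transformation, and the differentials of \eqref{eq:coframe} form a basis of the complexified cotangent spaces, order by order. Define $f_{[c]}=\partial_{[c]}f$ by $df=\sum_cf_{[c]}\,dc$, with $c$ running over \eqref{eq:coframe}. The commutator of two of the vector fields $\partial_{[c]}$ annihilates all functions \eqref{eq:coframe}, so it vanishes, and \eqref{eq:comm} holds for the $\partial_{[c]}$. As $\bar Df=0$, it gives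
\begin{equation}\label{eq:kernelrule}
\sum_cf_{[c]}\,\partial_{[c']}(\bar Dc)=0\qquad\text{whenever }f_{[c']}\equiv0 .
\end{equation}

\emph{The action of $\bar D$.} Solving $E^i=0$ for $Q^i_{\bar z}$ gives $\bar DQ^i=R^i:=(Q^i_{1,0}+\varepsilon\bar p^{\,i}_{0,1}Q^i_{0,1})/(\varepsilon p^i_{0,1})$. Hence
\[
\bar D\bar p_{k,n}=\bar p_{k,n+1},\qquad \bar Dp^i_{k,n}=\tfrac14\bigl(Q^i_{k,n-1}-\beta D_t^kD^{n-1}y-(\mathsf Fp_{k,n-1})^i\bigr),\qquad \bar DQ^i_{k,n}=D_t^kD^nR^i .
\]
The operators $D_t$ and $D$ shift the indices of $p$ and $Q$, $D_t$ shifts those of $\bar p$, and $D\bar p_{k,0}=p_{k,1}$, $D\bar p^{\,i}_{k,1}=\frac14(Q^i_{k,0}-\beta D_t^ky-(\mathsf F\bar p_{k,0})^i)$. Two facts follow. First, $D_t^kD^nR^i$ involves $\bar p_{k',n'}$ only with $n'\le1$. Second, it involves $Q$'s of degree at most $k+n+1$, and those of degree $k+n+1$ only through $(Q^i_{k+1,n}+\varepsilon\bar p^{\,i}_{0,1}Q^i_{k,n+1})/(\varepsilon p^i_{0,1})$; the $Q$'s produced by differentiating $\bar p_{0,1}$ have degree at most $k+n-1$.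

\emph{Step 1: $f_{[\bar p_{k,n}]}=0$ for $n\ge1$.} Otherwise let $n^*\ge1$ be the largest $n$ with some $f_{[\bar p_{k,n}]}\not\equiv0$, and take $c'=\bar p^{\,j}_{k,n^*+1}$. Since $n^*+1\ge2$, only $c=\bar p^{\,j}_{k,n^*}$ contributes to \eqref{eq:kernelrule}. So $f_{[\bar p^{\,j}_{k,n^*}]}=0$ for all $j,k$, a contradiction. In particular every $f_{[c]}$ is annihilated by $\partial_{[\bar p^{\,i}_{0,1}]}$.

\emph{Step 2: $f_{[Q_{k,n}]}=0$.} Otherwise let $d\ge0$ be the largest degree of a $Q$ with $f_{[Q]}\not\equiv0$, and take $c'=Q^i_{k,n}$ with $k+n=d+1$. The contributing $c$ are the $Q^i$'s of degree $d$ and $p^i_{k,n+1}$. Multiplying by $\tau^k\xi^n$ and summing, we get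
\[
\frac{\tau+\varepsilon\bar p^{\,i}_{0,1}\xi}{\varepsilon\,p^i_{0,1}}\sum_{k+n=d}f_{[Q^i_{k,n}]}\tau^k\xi^n+\frac14\sum_{k+n=d+1}f_{[p^i_{k,n+1}]}\tau^k\xi^n=0 .
\]
The two sums could cancel if the first factor were frozen, but it depends on $\bar p^{\,i}_{0,1}$ and the sums do not. Applying $\partial_{[\bar p^{\,i}_{0,1}]}$ gives $f_{[Q^i_{k,n}]}=0$ for $k+n=d$ and all $i$, a contradiction.

\emph{Step 3.} Take $c'=\bar p^{\,j}_{k,1}$. By Steps 1 and 2 only $c=\bar p_{k',0}$, $p_{k',n'}$, $t,x,y$ occur, and $\bar Dp_{k',n'}$ contains no $\bar p_{\cdot,1}$. So $f_{[\bar p^{\,j}_{k,0}]}=0$. Finally $c'=Q^i_{k,n-1}$ gives $f_{[p^i_{k,n}]}=0$ for $n\ge1$.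
\end{proof}

\section{Reduction of order}\label{sec:reduction}

We first record what the $q$-symbol says about a cosymmetry; this is also needed in Section~\ref{sec:solve}.

\begin{lemma}\label{lem:decouple}
Let $N\ge0$ and let $\lambda$ be a cosymmetry whose components have $q$-order at most $N$ and $p$-order at most $N$. Then $\chi^j_N(\lambda^i)=0$ for $j\neq i$, and $\nu^i=A_i\lambda^i$ satisfies $\chi^j_N(\nu^i)=0$ for all $i,j$.
\end{lemma}

\begin{proof}
By Lemma~\ref{lem:qsymbol}, $\nu^i\in\mathcal F_{N+1}$ and $J(\lambda^i,Q^i)\in\mathcal F_{N+1}$. More precisely, $\nu^i=\sum_c\lambda^i_c\,A_ic$ has $p$-order at most $N+1$: for $p$-type $c$ the function $A_ic$ has order at most $N+1$, and for $c=q_{ab}$ this is \eqref{eq:leibniz}. In $G^i=4D\bar D\nu^i+\sum_lF_{li}\nu^l+J(\lambda^i,Q^i)$ the last two terms have $q$-order at most $N+1$, so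
\[
0=\chi^j_{N+3}(G^i)=4\xi\bar\xi\,\chi^j_{N+1}(\nu^i)=4\varepsilon\xi\bar\xi\bigl((\psi^i-\psi^j)_{\bar z}\,\xi-(\psi^i-\psi^j)_z\,\bar\xi\bigr)\chi^j_N(\lambda^i).
\]
For $j\ne i$ the linear form is nonzero on a dense open set, which gives the first claim: the vorticity of layer $j$ is not transported by the velocity of layer $i$. We also see that every $\nu^i$ has $q$-order at most $N$, so $\nu^i\in\mathcal F_N$, and $0=\chi^j_{N+2}(G^i)=4\xi\bar\xi\,\chi^j_N(\nu^i)$.
\end{proof}

\begin{proposition}\label{prop:reduction}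
Every cosymmetry on a box has the form $\lambda=\lambda(t,x,y,\psi,q)$ on $\mathcal S$.
\end{proposition}

\begin{proof}
Let $r$ be the largest weight and $N$ the largest $q$-order of the components of $\lambda$. Since $\lambda$ is real, it depends on $\bar p_{k,n}$ only if it depends on $p_{k,n}$, and on $q_{ab}$ only if it depends on $q_{ba}$. Therefore $\lambda$ has $p$-order at most $r$, it depends on $q_{ab}$ only for $a,b\le r$, and if $r\ge1$ the weight $r$ is attained by some $p_{k,n}$ with $k+n=r$ or by some $q_{rb}$. If $r=0$ the proposition holds. We assume $r\ge1$ and derive a contradiction.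

\emph{Step 1: the $p$-symbol of $\nu^i$ is explicit.} By Lemma~\ref{lem:grading}(b), $4D\bar D\nu^i$ has weight at most $r+2$ and the other terms of $G^i$ have weight at most $r+1$. By Lemma~\ref{lem:psymbol}, $0=\sigma^j_{r+2}(G^i)=4\xi\,\bar D(T^{ij})$, where
\[
T^{ij}=\sigma^j_{r+1}(\nu^i)=(\tau+\varepsilon\psi^i_{\bar z}\xi)\,\sigma^j_r(\lambda^i)+\varepsilon\xi^{r+1}H^{ij},\qquad H^{ij}=\sum_b\lambda^i_{q^j_{rb}}\bar D^{\,b+1}Q^j .
\]
By Lemma~\ref{lem:kernel} the coefficients of the polynomial $T^{ij}(\tau,\xi)$ depend only on $(t,x,y)$ and are annihilated by $\partial_{\bar z}$. Evaluating at the zero of the linear factor eliminates the unknown symbol $\sigma^j_r(\lambda^i)$: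
\begin{equation}\label{eq:root}
T^{ij}(-\varepsilon\psi^i_{\bar z},1)=\varepsilon H^{ij}.
\end{equation}
This is the general form of \eqref{eq:ex1}. For fixed $(t,x,y)$ the left side is a polynomial in $\psi^i_{\bar z}$, which ranges over an open subset of $\mathbb C$.

\emph{Step 2: $N\ge r$.} Suppose that $\lambda$ depends on no $q_{rb}$. Then all $H^{ij}=0$, so $T^{ij}(\tau,1)=0$ for all $\tau$ by \eqref{eq:root}, so the homogeneous polynomial $T^{ij}$ vanishes, and $\sigma^j_r(\lambda^i)=0$. Then the weight $r$ is not attained, a contradiction. Hence $N\ge r\ge1$, and the $p$-order of $\lambda$ is at most $N$. Lemma~\ref{lem:decouple} applies, and it remains to show that $\chi^i_N(\lambda^i)=0$ for every $i$; this will contradict the definition of $N$. Fix $i$, omit this index from $\psi$, $q$, $Q$, and write $h_{ab}=\lambda^i_{q^i_{ab}}$ for $a+b=N$, with $h_{ab}=0$ if $a<0$ or $b<0$.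

\emph{Step 3: a transport equation for $h$.} By Lemma~\ref{lem:decouple} and \eqref{eq:comm}, $0=A_ih_{ab}+\sum_c\lambda^i_c\,\partial_{q^i_{ab}}(A_ic)$ for $a+b=N$. We go through the coordinates $c$ on which $\lambda^i$ may depend.
\begin{itemize}
\item If $c$ is $p$-type or one of $t,x,y$, then $A_ic$ has order at most $N+1$, hence $q$-order at most $N-1$.
\item If $c=q^i_{a'b'}$ with $a'+b'<N$, then $A_ic$ has $q$-order at most $a'+b'$, because the top terms cancel in \eqref{eq:leibniz}.
\item If $c=q^j_{a'b'}$ with $j\ne i$, then $a'+b'\le N-1$ by Lemma~\ref{lem:decouple}. In $A_ic=J(\psi^i,q^j_{a'b'})-D^{a'}\bar D^{b'}J(\psi^j,Q^j)$ the jets of $q^i$ can enter only through derivatives of $\psi^j$ of order at most $N$, which have $q$-order at most $N-2$.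
\end{itemize}
So only $c=q^i_{a'b'}$ with $a'+b'=N$ contributes. By \eqref{eq:leibniz} and the identities $J(\psi_z,g)=\varepsilon(\psi_{z\bar z}g_z-\psi_{zz}g_{\bar z})$, $J(\psi_{\bar z},g)=\varepsilon(\psi_{\bar z\bar z}g_z-\psi_{z\bar z}g_{\bar z})$, we have modulo $q$-order $N-1$
\[
A_iq_{a'b'}\equiv-\varepsilon(a'-b')\psi_{z\bar z}\,q_{a'b'}+\varepsilon a'\psi_{zz}\,q_{a'-1,b'+1}-\varepsilon b'\psi_{\bar z\bar z}\,q_{a'+1,b'-1}.
\]
The factor $\psi_{z\bar z}$ has $q$-order $0<N$. Collecting the coefficient of $q_{ab}$, we obtain for $a+b=N$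
\begin{equation}\label{eq:transport}
A_ih_{ab}-\varepsilon(a-b)\psi_{z\bar z}h_{ab}+\varepsilon(a+1)\psi_{zz}h_{a+1,b-1}-\varepsilon(b+1)\psi_{\bar z\bar z}h_{a-1,b+1}=0 .
\end{equation}
This system alone does not force $h=0$ (Remark~\ref{rem:transport}); it has to be combined with \eqref{eq:root}.

\emph{Step 4: no $h_{ab}$ depends on a $p$-type coordinate.} Otherwise let $K\ge0$ be the largest level of a $p$-type coordinate on which some $h_{ab}$ depends. By Lemma~\ref{lem:grading}(a), coordinates of level $K+1$ enter \eqref{eq:transport} only through $D_th_{ab}$, and the coefficients of $p^j_{K+1,n}$ and $\bar p^{\,j}_{K+1,n}$ are $\partial_{p^j_{K,n}}h_{ab}$ and $\partial_{\bar p^{\,j}_{K,n}}h_{ab}$. These vanish for all $a,b,j,n$, contrary to the choice of $K$.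

\emph{Step 5: $h_{N0}=0$.} If $N>r$, then $q_{N0}$ has weight greater than $r$ and there is nothing to prove. Let $N=r$. Then $\lambda$ depends on $q_{rb}$ only for $b=0$, and \eqref{eq:root} with $j=i$ reads $T^{ii}(-\varepsilon\psi_{\bar z},1)=\varepsilon h_{N0}Q_{\bar z}$. By Step 4 the right side does not depend on $\psi_{\bar z}=\bar p_{0,1}$, so $T^{ii}(\tau,1)$ is constant in $\tau$. Write this constant as $\varepsilon\kappa(t,x,y)$; then $\kappa_{\bar z}=0$ and $h_{N0}=\kappa/Q_{\bar z}$ where $Q_{\bar z}\neq0$. By \eqref{eq:AQ}, equation \eqref{eq:transport} with $(a,b)=(N,0)$ becomes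
\[
\frac{\kappa_t+\varepsilon\psi_{\bar z}\kappa_z}{Q_{\bar z}}+\frac{\varepsilon\kappa\,(\psi_{\bar z\bar z}Q_z-\psi_{z\bar z}Q_{\bar z})}{Q_{\bar z}^2}-\varepsilon N\psi_{z\bar z}\frac{\kappa}{Q_{\bar z}}-\varepsilon\psi_{\bar z\bar z}h_{N-1,1}=0 .
\]
By Step 4 the left side is affine in the coordinate $\psi_{\bar z\bar z}=\bar p_{0,2}$. The part free of it, multiplied by $Q_{\bar z}$, gives $\kappa_t+\varepsilon\psi_{\bar z}\kappa_z-\varepsilon(N+1)\kappa\,\psi_{z\bar z}=0$. Since $\psi^i_{z\bar z}=\frac14(q^i-(\mathsf F\psi)^i)$, the coefficient of $q^i$ gives $\kappa=0$.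

\emph{Step 6: $h=0$.} If $h_{ab}=h_{a+1,b-1}=0$, then \eqref{eq:transport} gives $\psi_{\bar z\bar z}h_{a-1,b+1}=0$. Starting from $(a,b)=(N,0)$ we get successively $h_{N-1,1}=\dots=h_{0N}=0$. This holds for every $i$, so $\lambda$ has $q$-order less than $N$, a contradiction.
\end{proof}

\begin{remark}\label{rem:transport}
For $h=\sum h_{ab}\xi^a\bar\xi^b$ the system \eqref{eq:transport} reads
\[
A_ih=\varepsilon\bigl(\psi_{z\bar z}(\xi h_\xi-\bar\xi h_{\bar\xi})+\psi_{\bar z\bar z}\,\xi h_{\bar\xi}-\psi_{zz}\,\bar\xi h_\xi\bigr),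
\]
which says that the symmetric tensor field $h$ is carried along by the flow of layer $i$. By \eqref{eq:AQ}, $h=Q_{\bar z}\xi-Q_z\bar\xi$ is a solution. Both sides are derivations in $h$, so $(Q_{\bar z}\xi-Q_z\bar\xi)^N$ is a solution for every $N$, and it does not depend on $p$-type coordinates. It is excluded only by the $p$-symbol, which in Step 5 requires $h_{N0}Q_{\bar z}$ to be a function of $(t,x,y)$.
\end{remark}

\section{Cosymmetries depending on $\psi$ and $q$}\label{sec:solve}

We prove Theorem~\ref{thm:general}. By Proposition~\ref{prop:reduction} we may assume $\lambda=\lambda(t,x,y,\psi,q)$. We split off the dependence on $q$, then on $\psi$, and solve for the rest. In this section $\lambda_t,\lambda_x,\lambda_y$ denote explicit partial derivatives.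

\subsection{The Casimir part}

Lemma~\ref{lem:decouple} with $N=0$ gives $\lambda^i_{q^j}=0$ for $j\neq i$ and $\nu^i_{q^i}=0$. Since $A_ix=-\psi^i_y$, $A_iy=\psi^i_x$ and $A_iq^i=-\beta\psi^i_x$,
\[
\nu^i=\lambda^i_t+\psi^i_x\lambda^i_y-\psi^i_y\lambda^i_x+\sum_j\lambda^i_{\psi^j}\bigl(\psi^j_t+J(\psi^i,\psi^j)\bigr)-\beta\psi^i_x\lambda^i_{q^i}.
\]
Put $u=\lambda^i_{q^i}$ and differentiate in $q^i$. The coefficients of $\psi^j_t$ give $u_{\psi^j}=0$; then the coefficients of $1,\psi^i_y,\psi^i_x$ give $u_t=0$, $u_x=0$, $u_y=\beta u_{q^i}$. So $u$ is a function on a rectangle in the $(y,q^i)$-plane that is constant along the lines $q^i+\beta y=\mathrm{const}$. These lines meet the rectangle in segments, so $u$ is a smooth function of $Q^i$. With an antiderivative $C^i$ we have $\lambda^i=C^i(Q^i)+\rho^i(t,x,y,\psi)$. The tuple $(C^i(Q^i))$ is a cosymmetry, since $A_iC^i(Q^i)=0$ and $J(C^i(Q^i),Q^i)=0$ on $\mathcal S$. By linearity $\rho$ is a cosymmetry.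

\subsection{The energy part}

Let $\lambda=\rho(t,x,y,\psi)$ and $M_{ij}=\rho^i_{\psi^j}$. Then $\nu^i=\sum_jM_{ij}\psi^j_t+(\text{level }0)$, and
\[
4D\bar D(M_{ij}\psi^j_t)=4(D\bar DM_{ij})\psi^j_t+4(\bar DM_{ij})\psi^j_{tz}+4(DM_{ij})\psi^j_{t\bar z}+M_{ij}\bigl(q^j_t-(\mathsf F\psi_t)^j\bigr),
\]
where $q_t$ has level $0$. The coefficient of $\psi^j_{tz}$ in $G^i$ gives $0=\bar DM_{ij}=(M_{ij})_{\bar z}+\sum_l(M_{ij})_{\psi^l}\psi^l_{\bar z}$. So $M_{ij}$ does not depend on $\psi$ or $\bar z$ and, being real, not on $z$ either. Thus $\rho=M(t)\psi+\omega(t,x,y)$. The coefficients of $\psi_t$ in $G$ now give $\mathsf F^{\mathsf T}M=M\mathsf F$.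

To see that $M$ is diagonal, look at the quadratic terms. Now $\nu^i=(M'\psi+M\psi_t)^i+\omega^i_t+\sum_lM_{il}J(\psi^i,\psi^l)+J(\psi^i,\omega^i)$, and $G^i$ is a polynomial in the jet coordinates. Products of two pure second derivatives arise only from
\[
\Delta J(\psi^i,\psi^l)=4\varepsilon(\psi^i_{\bar z\bar z}\psi^l_{zz}-\psi^i_{zz}\psi^l_{\bar z\bar z})+J(\Delta\psi^i,\psi^l)+J(\psi^i,\Delta\psi^l),
\]
in which the last two terms involve only first derivatives of $q$ and $\psi$. For $j\ne i$ the monomial $\psi^i_{zz}\psi^j_{\bar z\bar z}$ has the coefficient $-4\varepsilon M_{ij}$ in $G^i$. Hence $M=\operatorname{diag}(\mu(t))$, and $\mathsf F^{\mathsf T}M=M\mathsf F$ says that $\mu(t)\in\mathcal V$. Differentiating, we also have $\mathsf F^{\mathsf T}M'=M'\mathsf F$.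

\subsection{The explicit part}

Let $\lambda^i=\mu_i(t)\psi^i+\omega^i(t,x,y)$ with $\mu(t)\in\mathcal V$. Then $\nu^i=\mu_i'\psi^i+\mu_i\psi^i_t+\omega^i_t+J(\psi^i,\omega^i)$ and $G=(\Delta+\mathsf F^{\mathsf T})\nu+(J(\lambda^i,Q^i))_i$. We have $(\Delta+\mathsf F^{\mathsf T})M'\psi=M'q$. On $\mathcal S$, $(\Delta+\mathsf F^{\mathsf T})M\psi_t=Mq_t$ has the components $-\mu_iJ(\psi^i,Q^i)$, which cancel $J(\mu_i\psi^i,Q^i)$. For the terms with $\omega$ we do not need the equation. By the Leibniz rule and $\Delta\psi=q-\mathsf F\psi$,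
\[
\Delta J(\psi^i,\omega^i)=J(q^i,\omega^i)-\sum_lF_{il}J(\psi^l,\omega^i)+J(\psi^i,\Delta\omega^i)+4\varepsilon(\psi^i_{\bar z\bar z}\omega^i_{zz}-\psi^i_{zz}\omega^i_{\bar z\bar z}),
\]
where the last term is $4J(\psi^i_z,\omega^i_{\bar z})+4J(\psi^i_{\bar z},\omega^i_z)$, in which the products $\psi_{z\bar z}\omega_{z\bar z}$ cancel. Also $J(\omega^i,Q^i)=-J(q^i,\omega^i)+\beta\omega^i_x$. Altogether
\begin{multline}\label{eq:explicit}
G^i=\mu_i'q^i+4\varepsilon(\psi^i_{\bar z\bar z}\omega^i_{zz}-\psi^i_{zz}\omega^i_{\bar z\bar z})+J(\psi^i,\Delta\omega^i)+\sum_lJ(\psi^l,F_{li}\omega^l-F_{il}\omega^i)\\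
+\bigl((\Delta+\mathsf F^{\mathsf T})\omega_t\bigr)^i+\beta\omega^i_x ,
\end{multline}
and for $\mu=0$ this holds on the whole jet space. The right side is affine in independent coordinates, so $G^i=0$ splits as follows.
\begin{itemize}
\item The coefficient of $q^i$ gives $\mu_i'=0$.
\item The coefficients of $\psi^i_{zz},\psi^i_{\bar z\bar z}$ give $4\omega^i_{zz}=\omega^i_{xx}-\omega^i_{yy}-2\sqrt{-1}\,\omega^i_{xy}=0$. From $\omega^i_{xy}=0$, $\omega^i$ is the sum of a function of $(t,x)$ and a function of $(t,y)$, and $\omega^i_{xx}=\omega^i_{yy}$ depends on $t$ only. Hence $\omega^i=\alpha_i(t)(x^2+y^2)+\gamma_i(t)x+g_i(t)y+f_i(t)$, and $J(\psi^i,\Delta\omega^i)=0$. In other words, the vector field $J(\omega^i,\cdot)$ generates a Euclidean motion of the plane.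
\item The coefficients of $\psi^l_x,\psi^l_y$ give $\nabla(F_{li}\omega^l-F_{il}\omega^i)=0$, that is $F_{li}v_l=F_{il}v_i$ for $v=\alpha,\gamma,g$. This means $\alpha,\gamma,g\in\mathcal V$.
\item For $v\in\mathcal V$ we have $(\mathsf F^{\mathsf T}v)_i=\sum_lF_{li}v_l=v_i\sum_lF_{il}=s_iv_i$, and this applies to $\alpha',\gamma',g'$ because $\mathcal V$ is a linear subspace. The terms free of jet coordinates give
\[
4\alpha_i'+s_i\bigl(\alpha_i'(x^2+y^2)+\gamma_i'x+g_i'y\bigr)+(\mathsf F^{\mathsf T}f')_i+\beta(2\alpha_ix+\gamma_i)=0,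
\]
and the coefficients of $x^2+y^2$, $y$, $x$, $1$ are the four conditions \eqref{eq:cond}.
\end{itemize}
So every cosymmetry has the form \eqref{eq:form}, \eqref{eq:cond}. Conversely, for such data the right side of \eqref{eq:explicit} vanishes, so $\lambda$ is a cosymmetry.

\subsection{Currents and uniqueness}

The Casimir and energy parts of \eqref{eq:form} are characteristics by Section~\ref{sub:four}, where the computations did not use the form of $\mathsf F$ or $\beta\ne0$. For $\omega=\omega(t,x,y)$ we have $\ell_\omega=0$, so \eqref{eq:product} gives $\delta(\sum_i\omega^iE^i)=\ell_E^\dagger\omega=-G$, which vanishes identically by \eqref{eq:explicit} with $\mu=0$. By Lemma~\ref{lem:exact}(i), $\sum_i\omega^iE^i$ is a total divergence.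

For uniqueness, suppose that the right side of \eqref{eq:form} vanishes on a box. Differentiation in $q^i$ shows that $C^i$ is a constant $k_i$, differentiation in $\psi^i$ gives $\mu_i=0$, and then $\alpha_i=\gamma_i=g_i=0$, $f_i=-k_i$. Theorem~\ref{thm:general} is proved. \qed

\section{The tridiagonal coupling}\label{sec:tri}

Let $\mathsf F$ be given by \eqref{eq:F} and put $w=\mathsf W\bar1$. We need four facts.
\begin{itemize}
\item[(i)] $s=\mathsf F\bar1=0$.
\item[(ii)] $\mathcal V=\mathbb Rw$, because $v\in\mathcal V$ means $v_ib_i=v_{i+1}a_{i+1}$ for $i<m$.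
\item[(iii)] $\ker\mathsf F^{\mathsf T}=\mathbb Rw$. If $\mathsf Fv=0$, the $i$th row determines $v_{i+1}$ from $v_1,\dots,v_i$ since $b_i\neq0$. So $\dim\ker\mathsf F=1$, hence $\dim\ker\mathsf F^{\mathsf T}=1$, and $\mathsf F^{\mathsf T}w=\mathsf F^{\mathsf T}\mathsf W\bar1=\mathsf W\mathsf F\bar1=0$.
\item[(iv)] $\bar1^{\mathsf T}w=\sum_iw_i>0$.
\end{itemize}
By (ii), the energy part of \eqref{eq:form} is $c\,\mathsf W\psi$, and the vectors $\alpha,\gamma,g$ equal $\alpha(t)w$, $\gamma(t)w$, $g(t)w$ with scalar functions denoted by the same letters. By (i), conditions \eqref{eq:cond} become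
\[
\beta\alpha=0,\qquad (4\alpha'+\beta\gamma)\,w+\mathsf F^{\mathsf T}f'=0 .
\]
Multiply the second equation on the left by $\bar1^{\mathsf T}$. Since $\bar1^{\mathsf T}\mathsf F^{\mathsf T}=0$, fact (iv) gives $4\alpha'+\beta\gamma=0$. Then $\mathsf F^{\mathsf T}f'=0$, and by (iii) $f(t)=\tilde f(t)w+k$ with a constant vector $k$, whose components we absorb into the $C^i$. So the cosymmetries are
\begin{equation}\label{eq:tri}
\lambda=c\,\mathsf W\psi+\bigl(\alpha(x^2+y^2)+\gamma x+gy+\tilde f\,\bigr)\mathsf W\bar1+\sum_iC^i(Q^i)e_i,\qquad \beta\alpha=0,\quad 4\alpha'+\beta\gamma=0 .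
\end{equation}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
If $\beta\neq0$, then $\alpha=0$ and $\gamma=0$, and \eqref{eq:tri} is \eqref{eq:main}. This is the only place where $\beta\ne0$ is used. Given a local conservation law, Lemma~\ref{lem:char}(a),(b) provides an equivalent one whose characteristic is a cosymmetry. On a box around the given point of $\mathcal S$ this characteristic coincides with \eqref{eq:main}, which is the characteristic of a linear combination of conservation laws from the four families. By Lemma~\ref{lem:char}(c) the two conservation laws are equivalent.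
\end{proof}

\begin{proof}[Proof of Corollary~\ref{cor:beta0}]
If $\beta=0$, the conditions in \eqref{eq:tri} reduce to $\alpha'=0$, with $\gamma$ arbitrary. Characteristics are cosymmetries by Lemma~\ref{lem:char}(b), and each tuple \eqref{eq:tri} is a characteristic by Theorem~\ref{thm:general}. By the uniqueness part of that theorem, $x\,\mathsf W\bar1$ does not coincide on $\mathcal S$ with a tuple \eqref{eq:main}, so by Lemma~\ref{lem:char}(c) its conservation law is not equivalent to a combination of the four families.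
\end{proof}

\begin{remark}
By uniqueness, \eqref{eq:main} vanishes on $\mathcal S$ only if $c=0$, $g=0$, $f$ is constant and $C^i=-fw_i$. This is the only linear relation among the four families.
\end{remark}

\begin{remark}
The positivity of the coupling constants is used twice. In (ii) and (iii) it keeps the chain of layers connected: for $m=2$ and $\mathsf F=0$ one has $\mathcal V=\mathbb R^2$, and each layer has its own energy. In (iv) the signs matter. For $m=2$, $b_1=1$, $a_2=-1$ facts (i)--(iii) hold with $w=(1,-1)^{\mathsf T}$, but $\mathsf F^{\mathsf T}f'=-(f_1'+f_2')w$. So for $\beta\ne0$ the multiplier $\gamma(t)xw+f(t)$ with $f_1'+f_2'=\beta\gamma$ satisfies \eqref{eq:cond} for arbitrary $\gamma$.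
\end{remark}

\appendix

\section{Conservation laws and their characteristics}\label{app:char}

We first recall two exactness properties of total derivatives on a free jet space, with independent variables $y^1,\dots,y^n$ and dependent variables $U$. All functions may depend smoothly on a parameter.

\begin{lemma}\label{lem:exact}
Near every jet: \textup{(i)} if $\delta L=0$, then $L=\sum_\kappa D_\kappa B^\kappa$; \textup{(ii)} if $n=2$ and $D_1B^1+D_2B^2=0$, then $(B^1,B^2)=(D_2R,-D_1R)$. For functions defined for all jets over a box in $y$, this holds over the whole box.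
\end{lemma}

\begin{proof}
After subtracting from $U$ a polynomial in $y$, we may assume that the given jet is zero and work on a product of intervals. For any $L$,
\[
L[U]=L[0]+\int_0^1\ell_L[\theta U]\,U\,d\theta ,
\]
where $L[0]$ depends on $y$ only. By induction on the order, every operator in total derivatives is uniquely of the form $\sum_\gamma D_\gamma\circ a_\gamma$; let $\hat a(\zeta)=\sum_\gamma a_\gamma\zeta^\gamma$ be the corresponding polynomial. (i) For $\ell_L$ the coefficient $a_0$ equals $\ell_L^\dagger(1)=\delta L=0$, so $\ell_L=\sum_\kappa D_\kappa\circ\Lambda^\kappa$ with operators $\Lambda^\kappa$. The integral is $\sum_\kappa D_\kappa\int_0^1\Lambda^\kappa[\theta U]U\,d\theta$, and $L[0]$ is the $y^1$-derivative of its antiderivative. (ii) Linearization gives $D_1\circ\ell_{B^1}+D_2\circ\ell_{B^2}=0$, so the polynomials of $\ell_{B^1},\ell_{B^2}$ satisfy $\zeta_1\hat a^1+\zeta_2\hat a^2=0$. Hence $\hat a^1=\zeta_2\hat a$, $\hat a^2=-\zeta_1\hat a$, that is $\ell_{B^1}=D_2\circ\Lambda$, $\ell_{B^2}=-D_1\circ\Lambda$.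 Take $R=\int_0^1\Lambda[\theta U]U\,d\theta+R_0(y)$, where $R_0$ is given by the Poincar\'e lemma for $(B^1[0],B^2[0])$.
\end{proof}

\begin{proof}[Proof of Lemma~\ref{lem:char}]
(a) By Lemma~\ref{lem:coords} the functions $D_\gamma E^i$ are part of a coordinate system. By Hadamard's lemma (a smooth function on a convex domain that vanishes on a coordinate subspace is a combination, with smooth coefficients, of the coordinates defining the subspace), $\operatorname{Div}P=\sum B_i^\gamma D_\gamma E^i$. Integration by parts gives $B\,D_\gamma E^i=((-D)_\gamma B)E^i+\operatorname{Div}P'$ with $P'|_{\mathcal S}=0$.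

(b) By \eqref{eq:product}, $0=\delta(\operatorname{Div}P)=\ell_E^\dagger\lambda+\ell_\lambda^\dagger E$, and $\ell_\lambda^\dagger E$ vanishes on $\mathcal S$.

(c) By linearity we must show that a current with $\operatorname{Div}P=\sum\lambda^iE^i$ is trivial if and only if $\lambda|_{\mathcal S}=0$. The idea is to rewrite the system as an evolution system in a direction transversal to $t=\mathrm{const}$ being replaced by a tilted space direction, and to recover $\lambda$ from the density.

\emph{Evolution form.} Choose a constant $c$ with $c\neq\psi^i_y$ for all $i$ near the given jet, and put $X=x+ct$, $Y=y$, $T=t$. Then $D_t=D_T+cD_X$, $D_x=D_X$, and $\operatorname{Div}P=D_XP^X+D_YP^Y+D_TP^T$ with $P^X=P^x+cP^t$, $P^Y=P^y$, $P^T=P^t$. Further $E^i=(c-\psi^i_Y)Q^i_X+Q^i_T+\psi^i_XQ^i_Y=(c-\psi^i_Y)\hat E^i$, where $\hat E^i=\psi^i_{XXX}-k^i$ and $k^i$ has order at most $3$ and contains at most two $X$-derivatives of $\psi$. Put $\hat\lambda^i=(c-\psi^i_Y)\lambda^i$ and $U=(U_0,U_1,U_2)=(\psi,\psi_X,\psi_{XX})$. Let $\alpha$ denote multi-indices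 in $Y,T$ and $\gamma$ multi-indices in $X,Y,T$. The functions $X,Y,T$, $U_{l,\alpha}=D_\alpha U_l$ and $D_\gamma\hat E^i$ are coordinates near the given jet (the change is triangular in the number of $X$-derivatives). The first group are coordinates on $\mathcal S$, and the system is $U_X=K:=(U_1,U_2,k)$. On functions of the first group, $D_X=\hat D_X+\sum(D_\alpha\hat E^i)\,\partial_{U^i_{2,\alpha}}$, where $\hat D_X=\partial_X+\sum(D_\alpha K_l)\partial_{U_{l,\alpha}}$ is the total derivative on $\mathcal S$. Let $\delta/\delta U_l$ be the Euler operators in the variables $Y,T$, with $X$ as a parameter.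

\emph{The characteristic is a variational derivative of the density.} Write $P=\hat P+\sum B_i^\gamma D_\gamma\hat E^i$, where $\hat P$ depends only on the coordinates on $\mathcal S$ and $B_i^\gamma=(B_i^{\kappa,\gamma})_{\kappa=X,Y,T}$. Restricting $\operatorname{Div}P$ to $\mathcal S$ gives
\begin{equation}\label{eq:hatdiv}
\hat D_X\hat P^X+D_Y\hat P^Y+D_T\hat P^T=0
\end{equation}
identically in these coordinates, and therefore
\[
\sum_i\hat\lambda^i\hat E^i=\sum_{i,\alpha}\hat P^X_{U^i_{2,\alpha}}D_\alpha\hat E^i+\sum_{i,\gamma,\kappa}\bigl((D_\kappa B_i^{\kappa,\gamma})D_\gamma\hat E^i+B_i^{\kappa,\gamma}D_\kappa D_\gamma\hat E^i\bigr).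
\]
Differentiate in the coordinate $D_\gamma\hat E^i$, restrict to $\mathcal S$, apply $(-D)_\gamma$ on $\mathcal S$ and sum over $\gamma$. Each $B=B_i^{\kappa,\gamma}$ contributes $(-D)_\gamma D_\kappa B+(-D)_\gamma(-D_\kappa)B=0$. We obtain
\begin{equation}\label{eq:lambdadensity}
\hat\lambda^i|_{\mathcal S}=\delta\hat P^X/\delta U^i_2 .
\end{equation}
If $P=P_0+P_1$ with a null current $P_0$ and $P_1|_{\mathcal S}=0$, then $P_1$ has the same characteristic and $\hat P_1=0$, so \eqref{eq:lambdadensity} gives $\lambda|_{\mathcal S}=0$.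

\emph{The converse.} Let $\lambda|_{\mathcal S}=0$ and $M_l=\delta\hat P^X/\delta U_l$, so that $M_2=0$. Modulo divergences in $Y,T$, $\hat D_X\hat P^X$ equals $\partial_X\hat P^X+M\cdot K$. Apply $\delta/\delta U$ to \eqref{eq:hatdiv} and use \eqref{eq:product} and the self-adjointness $\ell_M^\dagger=\ell_M$ of the linearization of a variational derivative (the symmetry of the second variation). Since $\partial_XM+\ell_MK=\hat D_XM$, this gives $\hat D_XM+\ell_K^\dagger M=0$. The $U_2$- and $U_1$-components are
\[
\hat D_XM_2+M_1+\ell_{k,U_2}^\dagger M_2=0,\qquad \hat D_XM_1+M_0+\ell_{k,U_1}^\dagger M_2=0,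
\]
where $\ell_{k,U_l}$ is the linearization of $k$ in $U_l$. So $M_1=0$ and then $M_0=0$. By Lemma~\ref{lem:exact}(i), $\hat P^X=D_YB'+D_TB''$. Subtract the null current $(D_YB'+D_TB'',-D_XB',-D_XB'')$ and restrict to $\mathcal S$ again. The new current has $\hat P^X=0$ and $D_Y\hat P^Y+D_T\hat P^T=0$, so by Lemma~\ref{lem:exact}(ii) it equals $(0,D_TR,-D_YR)$, a null current. Hence $P$ is trivial.
\end{proof}

\begin{thebibliography}{9}

\bibitem{KBP}
Serhii D. Koval, Alex Bihlo and Roman O. Popovych,
\emph{Symmetry analysis and exact solutions of multi-layer quasi-geostrophic problem},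
arXiv:2603.26959 (2026).

\bibitem{Olver}
Olver, \emph{Applications of Lie Groups to Differential Equations}.

\end{thebibliography}
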